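\title{The single-copy sample complexity of bipartite product testing}

\begin{abstract}
Given copies of an unknown pure state of $n$ qudits of local dimension $d$, bipartite product testing asks whether the state is a product across some cut of the qudits, or is $\varepsilon$-far in trace distance from every such state. We determine the number of copies needed when the copies are measured one at a time, possibly adaptively: for even $n$ and fixed small $\varepsilon$ it is $\Theta_\varepsilon(\sqrt n\,d^{n/4})$, uniformly in $d$ and $n$ as $d^n\to\infty$. In particular $O(d^{n/4})$ copies suffice only when $n$ stays bounded. For the lower bound we show that the outcomes obtained from a Haar-random product state across a balanced cut follow, up to a vanishing error, an operator version of P\'olya's urn, and we bound the second moment of the mixture of these urns over the cut. For the upper bound we estimate the purity of a residual qubit from collisions of measurement labels, in such a way that one data set serves exponentially many candidate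 cuts.
\end{abstract}

\section{Introduction}\label{sec:intro}

\subsection{The testing problem}

Let $d\ge2$, $n\ge2$, $[n]=\{1,\dots,n\}$, and let $|\psi\rangle$ be a unit vector in $(\mathbb C^d)^{\otimes n}$, that is, a pure state of $n$ qudits. A \emph{cut} is a set $S$ with $\emptyset\ne S\subsetneq[n]$. The state is \emph{product across $S$} if $|\psi\rangle=|\phi_S\rangle\otimes|\phi_{S^c}\rangle$ with respect to the bipartition $S\,|\,S^c$, and $\mathrm{BP}$ denotes the set of pure states that are product across at least one cut. Distances are trace distances,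
\[
\operatorname{dist}(\psi,\phi)=\tfrac12\big\||\psi\rangle\langle\psi|-|\phi\rangle\langle\phi|\big\|_1=\sqrt{1-|\langle\psi|\phi\rangle|^2},
\]
and $\psi$ is \emph{$\varepsilon$-far} from $\mathrm{BP}$ if $\operatorname{dist}(\psi,\phi)>\varepsilon$ for all $\phi\in\mathrm{BP}$. Let $\rho_S$ be the reduced state of $\psi$ on $S$. For unit vectors $a$ on $S$ and $b$ on $S^c$ we have $|\langle a\otimes b|\psi\rangle|^2\le\|\langle a|\psi\rangle\|^2=\langle a|\rho_S|a\rangle$, with equality for $b\propto\langle a|\psi\rangle$. Therefore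
\begin{equation}\label{eq:schmidt}
\max_{\phi\ \text{product across}\ S}|\langle\phi|\psi\rangle|^2=\lambda_{\max}(\rho_S).
\end{equation}
So $\psi\in\mathrm{BP}$ means that some $\rho_S$ is pure, and $\psi$ is $\varepsilon$-far exactly when $\lambda_{\max}(\rho_S)<1-\varepsilon^2$ for every cut $S$. Since $S$ and $S^c$ describe the same bipartition, it is enough to consider $|S|\le n/2$.

A \emph{BP tester} receives $T$ copies of an unknown $\psi$, promised to be either in $\mathrm{BP}$ or $\varepsilon$-far from $\mathrm{BP}$, and must accept in the first case and reject in the second, with success probability at least $2/3$. It is a \emph{single-copy} tester if it measures each copy separately by a POVM on $(\mathbb C^d)^{\otimes n}$ (a family of positive semidefinite operators $E_x$ summing to $I$; outcome $x$ occurs with probability $\langle\psi|E_x|\psi\rangle$). The POVM applied to a copy may depend on all earlier outcomes. We write $T^\ast(d,n,\varepsilon)$ for the least $T$ for which a single-copy tester exists.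

As part of the setting we fix an absolute constant $\varepsilon_0>0$ such that for $0<\varepsilon<\varepsilon_0$ a Haar-random pure state on $(\mathbb C^d)^{\otimes n}$ is $\varepsilon$-far from $\mathrm{BP}$ with probability at least $1-e^{-\Omega(d^n)}$; thus both cases of the promise occur. Asymptotic notation refers to $d^n\to\infty$, and implied constants may depend on the fixed $\varepsilon$ but not on $d$ or $n$.

Two bounds are known for even $n$ and $\varepsilon<\varepsilon_0$. With unrestricted measurements, acting jointly on many copies, $O(n/\varepsilon^2)$ copies suffice, whereas every single-copy tester needs $\Omega(d^{n/4})$ copies. The question posed in \cite{BCSSL} is whether some single-copy tester uses only $O(d^{n/4})$ copies and, if not, what the single-copy sample complexity is.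

\subsection{Results}

For even $n$ consider two ensembles of states. In the \emph{random cut ensemble}, $S$ is a uniformly random subset of size $n/2$ and $\psi=a_S\otimes b_{S^c}$ with $a,b$ independent Haar-random unit vectors. In the \emph{Haar ensemble}, $\psi$ is Haar-random on $(\mathbb C^d)^{\otimes n}$. The \emph{transcript} of an algorithm is the list of its outcomes, and $\mathrm{TV}$ is total variation distance.

\begin{theorem}[Lower bound]\label{thm:lower}
Let $n\ge2$ be even and $d\ge2$. For an adaptive single-copy algorithm let $\Delta$ be the total variation distance between its transcripts on the random cut ensemble and on the Haar ensemble.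
\begin{itemize}
\item[(a)] If the algorithm uses $T$ copies, then $\Delta\le T^2d^{-n/2}+T^2d^{-n}$.
\item[(b)] There are an absolute constant $n_1$ and numbers $\eta_n\to0$, depending on $n$ only, such that $\Delta\le\eta_n$ whenever $n\ge n_1$ and the algorithm uses at most $(n/2000)^{1/2}d^{n/4}$ copies.
\item[(c)] For $0<\varepsilon<\varepsilon_0$, every single-copy BP tester uses $T=\Omega(\sqrt n\,d^{n/4})$ copies.
\end{itemize}
\end{theorem}

\begin{theorem}[Upper bound]\label{thm:upper}
For every $\varepsilon\in(0,1)$ there is $C_\varepsilon$ such that for all $d\ge2$ and $n\ge2$ there is an adaptive single-copy BP tester, correct with probability at least $0.9$, that uses at most $C_\varepsilon\sqrt n\,d^{\lfloor n/2\rfloor/2}$ copies.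
\end{theorem}

\begin{corollary}\label{cor:main}
Fix $\varepsilon\in(0,\varepsilon_0)$. Then $T^\ast(d,n,\varepsilon)=\Theta_\varepsilon(\sqrt n\,d^{n/4})$ uniformly over $d\ge2$ and even $n\ge2$ as $d^n\to\infty$. No single-copy tester uses $O(d^{n/4})$ copies with a constant independent of $d$ and $n$; along a family of pairs $(d,n)$ with $d^n\to\infty$, $O(d^{n/4})$ copies suffice if and only if $n$ is bounded on the family.
\end{corollary}

\begin{proof}
For even $n$ we have $\lfloor n/2\rfloor/2=n/4$, so Theorems \ref{thm:lower}(c) and \ref{thm:upper} match. The ratio $T^\ast/d^{n/4}=\Theta_\varepsilon(\sqrt n)$ is bounded on a family exactly when $n$ is.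
\end{proof}

\subsection{Where $d^{n/4}$ and $\sqrt n$ come from}\label{sec:heur}

The following is a heuristic, made precise in the two proofs. Put $D=d^{n/2}$ and suppose first that a balanced cut $S$ is known. One copy of $a\otimes b$, averaged over $a$ and $b$, is the maximally mixed state, and so is one copy of a Haar state. A single outcome therefore carries no information; the information sits in correlations between outcomes of different copies. The simplest correlation is a collision: two copies produce the same outcome on $S$, out of $D$ possible ones. Among $T$ copies one expects about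
\[
\kappa=T^2/D
\]
collisions, and for a known cut a constant $\kappa$, that is $T\asymp d^{n/4}$, is necessary and sufficient. This suggests the guess $T^\ast\asymp d^{n/4}$.

The cut, however, is unknown, and there are exponentially many candidates. Evidence made of about $\kappa$ independent events is imitated by a wrong candidate with probability $e^{-O(\kappa)}$, so among $e^{\Theta(n)}$ candidates the right one cannot be recognized unless $\kappa\gtrsim n$. This gives $T\gtrsim\sqrt{nD}$. For a matching tester one cannot afford fresh copies for each candidate; the same $\sqrt{nD}$ copies must test all of them at once. Section \ref{sec:lower} proves the lower bound against all adaptive measurements, and Section \ref{sec:upper} constructs the tester. The two sections are independent, apart from one moment formula for Haar vectors, and letters other than $d,n,D,\varepsilon$ are local to each.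

\subsection{Conventions}\label{sec:conv}

$\|\cdot\|_1$, $\|\cdot\|_2$, $\|\cdot\|$ are the trace, Hilbert--Schmidt and operator norms; recall $\|X\|_1=\max_U|\operatorname{tr}UX|$ over unitary $U$. A quotient with denominator $0$ is set to $0$. We write sums over outcomes; for general outcome spaces they are replaced by integrals. For laws $P\ll P'$,
\[
\mathrm{TV}(P,P')=\sup_{0\le g\le1}|\mathbb E_Pg-\mathbb E_{P'}g|=\tfrac12\|P-P'\|_{\ell^1}=\mathbb E_{P'}\Big(1-\frac{dP}{dP'}\Big)_+ .
\]
We use two consequences.
\begin{itemize}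
\item[(TV1)] If $P\ge(1-\eta)P'$ as measures, then $\mathrm{TV}(P,P')\le\eta$.
\item[(TV2)] If $P,P'$ are laws of sequences $\mathbf x_T=(x_1,\dots,x_T)$ and $\mathbf x_t=(x_1,\dots,x_t)$, then
\[
\mathrm{TV}(P,P')\le\sum_{t<T}\mathbb E_P\,\mathrm{TV}\big(P(x_{t+1}\in\cdot\,|\mathbf x_t),P'(x_{t+1}\in\cdot\,|\mathbf x_t)\big).
\]
\end{itemize}
For (TV2), let $H_t$ follow $P$ for $t$ steps and the conditional laws of $P'$ afterwards. Then $H_0=P'$, $H_T=P$, and $H_t,H_{t+1}$ differ only in step $t+1$, which they reach with history distributed according to $P$.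

\section{The lower bound}\label{sec:lower}

Throughout this section $n$ is even, $N=d^n$, $D=d^{n/2}$, $T\ge1$ is the number of copies, $\kappa=T^2/D$, and
\[
(D)_t=D(D+1)\cdots(D+t-1),\qquad c_t=\frac{D^t}{(D)_t}=\prod_{j<t}\Big(1+\frac jD\Big)^{-1}.
\]

\subsection{Transcripts and likelihood ratios}\label{sec:transcripts}

We make three reductions, none of which decreases the distance $\Delta$. Internal randomness is conditioned upon, since $\mathrm{TV}$ is convex. An algorithm with fewer than $T$ copies is padded to exactly $T$. Every POVM is refined to a rank-one POVM by spectral decomposition of its elements (of the operator density with respect to the trace measure, for general outcome spaces), since the coarse outcome is a function of the fine one. So after each history the algorithm applies a POVM $\{Nw_x|x\rangle\langle x|\}$ with unit vectors $x$ and weights $w_x\ge0$. We write $x$ also for the projector $|x\rangle\langle x|$, and $x^C$ for its reduced operator on $C\subseteq[n]$, with $x^\emptyset=1$. Completeness of the POVM reads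
\begin{equation}\label{eq:complete}
\sum_xw_x=1,\qquad\sum_xw_x\,x=\frac IN,\qquad\sum_xw_x\,x^C=\frac I{d^{|C|}}.
\end{equation}
This is the only property of the measurements that we use. It holds after every history, which is why adaptivity costs nothing in the proof.

Let $p_0$ be the law of the transcript when every copy is maximally mixed, so that outcome $x$ has conditional probability $w_x$. On a pure state $\psi$ the conditional probability is $w_x\cdot N|\langle x|\psi\rangle|^2$. For $|S|=n/2$ let $p_S$ be the law of the transcript on $a_S\otimes b_{S^c}$ with independent Haar $a,b\in\mathbb C^D$, and let $p_{\mathrm H}$ be the law on the Haar ensemble. Writing $ab$ for $a\otimes b$,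
\begin{equation}\label{eq:LR}
\frac{dp_S}{dp_0}(\mathbf x_t)=\mathbb E_{a,b}\prod_{r\le t}N|\langle x_r|ab\rangle|^2,\qquad\frac{dp_{\mathrm H}}{dp_0}(\mathbf x_t)=\mathbb E_\psi\prod_{r\le t}N|\langle x_r|\psi\rangle|^2,
\end{equation}
and $\Delta=\mathrm{TV}(\mathbb E_Sp_S,p_{\mathrm H})$.

\subsection{Haar averages as norms of polynomials}\label{sec:calculus}

The averages in \eqref{eq:LR} are squared norms of holomorphic polynomials, and replacing the Haar vector by a Gaussian one turns them into an algebra of multiplications and derivatives. For holomorphic polynomials on $\mathbb C^D$ put $\langle F,F'\rangle=\mathbb E_\gamma[\overline FF']$, where $\gamma$ is the standard complex Gaussian law ($\mathbb E\,aa^\dagger=I$). Monomials are orthogonal, with $\|a^k\|^2=\prod_jk_j!$, and since $\gamma$ is unitarily invariant the same holds for monomials in the coordinates $\langle e_j|a\rangle$ of any orthonormal system. For $u\in\mathbb C^D$ let $M_uF=\langle u|a\rangle F$ and $\partial_u=\sum_ju_j\partial_j$. Let $\mathcal G[F,F']$ be the operator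 on $\mathbb C^D$ with
\[
\langle y|\mathcal G[F,F']|y'\rangle=\langle\partial_yF,\partial_{y'}F'\rangle,
\]
and $\mathcal G[F]=\mathcal G[F,F]\ge0$.

\begin{lemma}\label{lem:calculus}
Let $F,F'$ be homogeneous of degree $t$.
\begin{itemize}
\item[(a)] The adjoint of $M_u$ is $\partial_u$, and $\partial_yM_u=\langle u|y\rangle+M_u\partial_y$.
\item[(b)] For unit $u$, $\|M_uF\|^2=\|F\|^2+\|\partial_uF\|^2=\|F\|^2+\langle u|\mathcal G[F]|u\rangle$.
\item[(c)] $\operatorname{tr}\mathcal G[F]=t\|F\|^2$ and $\|\mathcal G[F,F']\|_1\le t\|F\|\|F'\|$.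
\item[(d)] $\mathbb E_{\rm Haar}|F|^2=\|F\|^2/(D)_t$.
\item[(e)] $(D+t)\,\mathbb E_{\rm Haar}\big[aa^\dagger|F|^2\big]\big/\mathbb E_{\rm Haar}|F|^2=I+\mathcal G[F]/\|F\|^2$.
\end{itemize}
\end{lemma}

\begin{proof}
(a) In one variable $\langle a\cdot a^k,a^{k+1}\rangle=(k+1)!=\langle a^k,\partial a^{k+1}\rangle$, so the adjoint of multiplication by $a_j$ is $\partial_j$; and $M_u=\sum_j\bar u_ja_j$. The commutation rule is the product rule. (b) $\|M_uF\|^2=\langle F,\partial_uM_uF\rangle=\|F\|^2+\langle F,M_u\partial_uF\rangle$. (c) $\sum_j\|\partial_jF\|^2=\langle F,\sum_ja_j\partial_jF\rangle=t\|F\|^2$ by Euler's identity. For unitary $U$,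
\[
|\operatorname{tr}U\mathcal G[F,F']|=\Big|\sum_j\Big\langle\partial_jF,\sum_kU_{kj}\partial_kF'\Big\rangle\Big|\le\Big(\sum_j\|\partial_jF\|^2\Big)^{1/2}\Big(\sum_k\|\partial_kF'\|^2\Big)^{1/2}.
\]
(d) A Gaussian vector is a Haar unit vector times an independent radius $\varrho$ with $\mathbb E\varrho^{2t}=(D)_t$. (e) By (a), $\langle a_kF,a_jF\rangle=\langle F,\partial_ka_jF\rangle=\delta_{jk}\|F\|^2+\langle\partial_jF,\partial_kF\rangle$; apply (d) in degrees $t+1$ and $t$.
\end{proof}

Part (e) has a Bayesian meaning. If $|F(a)|^2$ is the likelihood of the observed outcomes, then $(I+\mathcal G[F]/\|F\|^2)/(D+t)$ is the posterior mean of the state $aa^\dagger$. Part (b) says that outcomes are positively correlated, in the following form.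

\begin{lemma}[Deletion inequality]\label{lem:del}
For a unit vector $u$ and arbitrary $v_1,\dots,v_{t-1}\in\mathbb C^D$,
\[
\mathbb E_{\rm Haar}\Big[D|\langle u|a\rangle|^2\prod_{r<t}|\langle v_r|a\rangle|^2\Big]\ge\Big(1+\frac{t-1}D\Big)^{-1}\mathbb E_{\rm Haar}\prod_{r<t}|\langle v_r|a\rangle|^2 .
\]
In particular $\mathbb E_{\rm Haar}\prod_{s\le t}D|\langle u_s|a\rangle|^2\ge c_t$ for unit vectors $u_s$.
\end{lemma}

\begin{proof}
With $H=\prod_{r<t}\langle v_r|a\rangle$ the left side is $D\|M_uH\|^2/(D)_t\ge\frac D{D+t-1}\|H\|^2/(D)_{t-1}$. Iterate.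
\end{proof}

To apply one-party statements to \eqref{eq:LR} we freeze $b$. For a unit vector $b$ on $S^c$ and an outcome $x$, the contraction $\langle b|x\rangle$ is a vector on $S$. Put
\begin{equation}\label{eq:freeze}
m_x(b)=D\|\langle b|x\rangle\|^2=D\langle b|x^{S^c}|b\rangle,\qquad\hat u_x(b)=\frac{\langle b|x\rangle}{\|\langle b|x\rangle\|},
\end{equation}
so that $N|\langle x|ab\rangle|^2=m_x(b)\cdot D|\langle\hat u_x(b)|a\rangle|^2$.

\begin{proposition}[Birthday bound]\label{prop:birthday}
$\mathrm{TV}(p_S,p_0)\le T^2/D$ and $\mathrm{TV}(p_{\mathrm H},p_0)\le T^2/N$.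
\end{proposition}

\begin{proof}
By Lemma \ref{lem:del}, $\mathbb E_a\prod_{r\le T}N|\langle x_r|ab\rangle|^2\ge c_T\prod_rm_{x_r}(b)$. Each $x_r^{S^c}$ is a convex combination of rank-one projectors, so a second application gives $\mathbb E_b\prod_rm_{x_r}(b)\ge c_T$. As $c_T\ge1-\sum_{j<T}j/D\ge1-T^2/(2D)$, we get $dp_S/dp_0\ge c_T^2\ge1-T^2/D$, and (TV1) applies. For $p_{\mathrm H}$ use Lemma \ref{lem:del} once, in dimension $N$.
\end{proof}

Convexity and the triangle inequality now give Theorem \ref{thm:lower}(a). The bound is useless for $\kappa\ge1$, and it does not use that $S$ is unknown. To reach $\kappa\asymp n$ we must compare the mixture $\mathbb E_Sp_S$ with $p_0$.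

\subsection{The computational basis: P\'olya urns}\label{sec:toy}

The mechanism is visible when every copy is measured in the computational basis. Then $w_x=1/N$, the outcomes are strings, and $\langle x_r|ab\rangle=a_jb_{j'}$, where $j,j'$ are the restrictions of $x_r$ to $S$ and $S^c$. The product $\prod_{r\le t}\langle x_r|ab\rangle$ is a monomial, and multiplying a monomial by a variable of exponent $k$ multiplies its squared norm by $k+1$. With Lemma \ref{lem:calculus}(d), the conditional probability of the next outcome $x$ under $p_S$ is $w_xr_S(x)$, where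
\[
r_S(x)=\frac{(1+k_S(x))(1+k_{S^c}(x))}{(1+t/D)^2},\qquad k_U(x)=\#\{s\le t:\ x_s\text{ and }x\text{ agree on }U\}.
\]
These are two independent P\'olya urns, each starting with one ball of each of $D$ colors; a drawn ball is returned with another ball of its color. The average of $k_S(x)k_{S^c}(x)$ over $x$ is $t^2/D^2$, and its sum over $t<T$ is at most $T^3/D^2=\kappa^{3/2}D^{-1/2}$. So the product term is negligible, and $r_S(x)$ may be replaced by $(1+k_S(x)+k_{S^c}(x))/(1+2t/D)$, which is affine in the counts.

Now take two cuts with $|S\setminus S'|=k$. The correlation of the two likelihood ratios is driven by averages such as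
\[
\frac1N\sum_xk_S(x)k_{S'}(x)=d^{-|S\cup S'|}\,\#\{(s,s'):\ x_s,x_{s'}\text{ agree on }S\cap S'\}.
\]
The pairs $s=s'$ contribute $t\,d^{-n/2-k}=\frac tDd^{-k}$. For $k=0$ this is $t/D$ per step, so one expects the second moment of one likelihood ratio to be about $\prod_t(1+O(t/D))=e^{O(\kappa)}$. For a random $S'$ the factor $d^{-k}$ has exponentially small mean in $n$. So the variance of the mixture should be at most $\kappa\,e^{O(\kappa)}e^{-\Omega(n)}$, which vanishes for $\kappa\le cn$.

For basis vectors $k_U(x)=\operatorname{tr}x^UA_t^U$, where in general we put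
\begin{equation}\label{eq:AC}
A_t^C=\sum_{s\le t}x_s^C\qquad(C\subseteq[n]).
\end{equation}
This operator is the content of the urn for arbitrary measurements. Three difficulties remain. The posterior is no longer explicit when the outcome vectors have general overlaps (Section \ref{sec:oneparty}). The outcome vectors may be entangled across $S$ (Section \ref{sec:twoparty}). And the second moment is dominated by rare transcripts, which have to be removed (Section \ref{sec:second}).

\subsection{The posterior of one Haar vector}\label{sec:oneparty}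

Consider an adaptive scheme on $\mathbb C^D$: after each history there are outcomes $x$ with base probabilities $q_x$ and unit vectors $u_x$ such that $\sum_xq_xu_xu_x^\dagger=I/D$. Let $Q$ be the base law and $u_s$ the vector of the $s$th outcome. Let $P$ be the law of the outcomes when the POVMs $\{Dq_xu_xu_x^\dagger\}$ are applied to copies of a Haar vector $a$. With $F_t=\prod_{s\le t}\langle u_s|a\rangle$, Lemma \ref{lem:calculus} gives $dP/dQ=c_t\|F_t\|^2$ after $t$ steps and
\begin{equation}\label{eq:posterior}
I+\Gamma_t=(D+t)\,\mathbb E_P[aa^\dagger\,|\,\text{history}],\qquad\Gamma_t=\frac{\mathcal G[F_t]}{\|F_t\|^2},\qquad\operatorname{tr}\Gamma_t=t,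
\end{equation}
and the conditional probability of the next outcome is $q_x(1+\langle u_x|\Gamma_t|u_x\rangle)/(1+t/D)$. We compare $\Gamma_t$ with $A_t=\sum_{s\le t}u_su_s^\dagger$.

\begin{example}\label{ex:two}
If all $u_s$ belong to one orthonormal basis, $F_t$ is a monomial and $\Gamma_t=\operatorname{diag}(k_j)=A_t$. For $t=2$ and $\omega=\langle u_1|u_2\rangle$, the product rule gives $\|F_2\|^2=1+|\omega|^2$ and
\[
\Gamma_2=\frac{A_2+\omega\,u_1u_2^\dagger+\bar\omega\,u_2u_1^\dagger}{1+|\omega|^2}.
\]
So each pair produces an error of first order in its overlap. Under $Q$ the mean squared overlap is $1/D$. Adding the trace norms of $T^2$ such terms would give $T^2D^{-1/2}=\sqrt\kappa\,T$, no better than the trivial bound. But a $T\times T$ matrix with entries of size $D^{-1/2}$ has Hilbert--Schmidt norm $\sqrt\kappa$ and hence trace norm at most $\sqrt{\kappa T}$. This is the order in $T$ that we prove. An error $X$ changes the next conditional law by at most $\|X\|_1/D$, so errors of size $\sqrt T$ add up to $T^{3/2}/D=\kappa^{3/4}D^{-1/4}$.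
\end{example}

\begin{proposition}\label{prop:one}
If $T<D$ and $16(1+\kappa)T/D\le1$, then $\mathbb E_P\|\Gamma_t-A_t\|_1\le28(1+\kappa)\sqrt T$ for all $t\le T$.
\end{proposition}

\begin{proof}
\emph{Coordinates.} Along the path we build orthonormal vectors $\hat e_1,\hat e_2,\dots$ by Gram--Schmidt, with $u_1,\dots,u_t\in E_t=\operatorname{span}(\hat e_1,\dots,\hat e_t)$. Let $\Pi_t$ be the projector on $E_t$. If $u_{t+1}\notin E_t$, let $\hat e_{t+1}$ be the positive multiple of $u_{t+1}-\Pi_tu_{t+1}$ of norm one; otherwise normalize the component orthogonal to $E_t$ of the first standard basis vector not in $E_t$, which exists because $t<D$. Then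
\[
u_{t+1}=\nu\,\hat e_{t+1}+\sum_{s\le t}z_s\hat e_s,\qquad\nu=\sqrt{1-\theta_{t+1}},\qquad\theta_{t+1}=\langle u_{t+1}|\Pi_t|u_{t+1}\rangle,
\]
and with $\xi_s=\langle\hat e_s|a\rangle$ we have $\langle u_{t+1}|a\rangle=\nu\xi_{t+1}+\sum_{s\le t}\bar z_s\xi_s$ and, on polynomials in the $\xi$'s, $\partial_{u_{t+1}}=\nu\partial_{\xi_{t+1}}+\sum_sz_s\partial_{\xi_s}$. Let $\mathbb E^t$ be the $Q$-expectation given the first $t$ outcomes. Completeness gives
\begin{equation}\label{eq:zz}
\mathbb E^t\,\bar z_sz_{s'}=\delta_{ss'}/D,\qquad\mathbb E^t\,\theta_{t+1}=t/D .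
\end{equation}

\emph{Good and bad monomials.} Expand $F_t$ in monomials $\xi^k=\prod_s\xi_s^{k_s}$: each factor contributes either its new variable or an old one. If only new variables were chosen we would have $F_t\propto\xi_1\cdots\xi_t$ and $\Gamma_t=\Pi_t$. An old variable is chosen with weight of order $t/D$ per step, hence about $\kappa$ times in all, and since $\kappa$ is large this cannot be neglected. What can be neglected is the choice of an old variable that is already exceptional, with exponent $0$ or $2$: there are about $\kappa$ of those, so the total weight is about $\kappa T/D$. Accordingly let $\pi_s^j$ be the projector onto monomials with $k_s=j$, put $G_0=1$, $B_0=0$, and, with $u=u_{t+1}$,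
\[
G_{t+1}=\nu\xi_{t+1}G_t+\sum_{s\le t}\bar z_s\xi_s\pi_s^1G_t,\qquad B_{t+1}=M_uB_t+\Delta_t,\qquad\Delta_t=\sum_{s\le t}\bar z_s\xi_s(1-\pi_s^1)G_t .
\]
Then $F_t=G_t+B_t$, and all three are homogeneous of degree $t$ in $\xi_1,\dots,\xi_t$. By induction $G_t$ contains only exponents in $\{0,1,2\}$. The degree equals the number of variables, so in each monomial of $G_t$ the number of exponents $0$ equals the number of exponents $2$. Let $R$ be the diagonal operator that multiplies a monomial by this number, and write $\langle X\rangle_t=\langle G_t,XG_t\rangle$.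

\emph{Moments of $R$.} The two parts of $G_{t+1}$ have different exponents of $\xi_{t+1}$, so they are orthogonal, also after applying a diagonal operator. In the first part $R$ is unchanged. In the second it has increased by one, multiplication by $\xi_s$ doubles squared norms on the range of $\pi_s^1$, and $\sum_s\pi_s^1=t-2R$ on $G_t$. By \eqref{eq:zz}, for $\varphi\ge0$,
\[
\mathbb E^t\langle\varphi(R)\rangle_{t+1}=\Big(1-\frac tD\Big)\langle\varphi(R)\rangle_t+\frac2D\langle(t-2R)\varphi(R+1)\rangle_t\le\Big(1+\frac tD\Big)\langle\varphi(R)\rangle_t+\frac{2t}D\langle\varphi(R+1)-\varphi(R)\rangle_t .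
\]
Multiply by $c_{t+1}=c_t/(1+t/D)$ and take $\varphi=1,R,R^2$ in turn. The quantity $\mathbb E_Qc_t\langle\varphi(R)\rangle_t$ increases per step by at most $0$, $\frac{2t}D$ and $\frac{2t}D(2\kappa+1)$ respectively, and $\sum_{t<T}2t/D\le\kappa$. So for $t\le T$
\begin{equation}\label{eq:Rmom}
\mathbb E_Qc_t\|G_t\|^2\le1,\qquad\mathbb E_Qc_t\langle R\rangle_t\le\kappa,\qquad\mathbb E_Qc_t\langle R^2\rangle_t\le\kappa(2\kappa+1)\le2(1+\kappa)^2 .
\end{equation}

\emph{The bad part is small.} Let $\beta_t=\mathbb E_Qc_t\|B_t\|^2$. By Lemma \ref{lem:calculus}(b),(c) and completeness, $\mathbb E^t\|M_uB_t\|^2=(1+\frac tD)\|B_t\|^2$. On $G_t$ we have $\sum_s(k_s+1)(1-\pi_s^1)=R+3R$, the exponents $0$ contributing $1$ and the exponents $2$ contributing $3$. Hence, by \eqref{eq:zz},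
\[
\mathbb E^t\|\Delta_t\|^2=\frac1D\sum_s\|\xi_s(1-\pi_s^1)G_t\|^2=\frac4D\langle R\rangle_t,
\]
and, because $\Delta_t$ does not involve $\xi_{t+1}$ and $\partial_{\xi_s}\xi_s=k_s+1$,
\[
\mathbb E^t\langle M_uB_t,\Delta_t\rangle=\langle B_t,\mathbb E^t\partial_u\Delta_t\rangle=\frac1D\Big\langle B_t,\sum_s\partial_{\xi_s}\xi_s(1-\pi_s^1)G_t\Big\rangle=\frac4D\langle B_t,RG_t\rangle .
\]
With Cauchy--Schwarz and \eqref{eq:Rmom}, $\beta_{t+1}\le\beta_t+\frac{4\kappa}D+\frac8D\sqrt{\beta_t}\,\sqrt2(1+\kappa)$. As long as $\beta_t\le1$ the increment is at most $(4+8\sqrt2)(1+\kappa)/D\le16(1+\kappa)/D$. The hypothesis $16(1+\kappa)T/D\le1$ keeps $\beta_t\le1$, and induction gives $\beta_t\le16(1+\kappa)T/D$ for $t\le T$.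

\emph{Decomposition.} Drop the index $t$ from $F,G,B$. From
\[
\mathcal G[F]-\|F\|^2A_t=\big(\mathcal G[F]-\mathcal G[G]\big)+\big(\|G\|^2-\|F\|^2\big)\Pi_t+\big(\mathcal G[G]-\|G\|^2\Pi_t\big)+\|F\|^2(\Pi_t-A_t)
\]
and $dP/dQ=c_t\|F\|^2$ we get $\mathbb E_P\|\Gamma_t-A_t\|_1\le\mathrm I+\mathrm{II}+\mathrm{III}$, where
\[
\mathrm I=\mathbb E_Qc_t\big(\|\mathcal G[F]-\mathcal G[G]\|_1+t\big|\|G\|^2-\|F\|^2\big|\big),\quad\mathrm{II}=\mathbb E_Qc_t\big\|\mathcal G[G]-\|G\|^2\Pi_t\big\|_1,\quad\mathrm{III}=\mathbb E_P\|\Pi_t-A_t\|_1 .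
\]

\emph{Term I.} We have $\mathcal G[F]-\mathcal G[G]=\mathcal G[F,B]+\mathcal G[B,G]$, so by Lemma \ref{lem:calculus}(c) both summands of I are at most $t(\|F\|+\|G\|)\|B\|$. Since $\mathbb E_Qc_t\|F\|^2=1$ and $\mathbb E_Qc_t\|G\|^2\le1$,
\[
\mathrm I\le4T\sqrt{\beta_t}\le16\sqrt{1+\kappa}\,T^{3/2}D^{-1/2}=16\sqrt{(1+\kappa)\kappa}\,\sqrt T\le16(1+\kappa)\sqrt T .
\]

\emph{Term II.} Both operators live on $E_t$, and in the basis $\hat e_s$ the entries of $\mathcal G[G]$ are $\langle G,\xi_s\partial_{\xi_{s'}}G\rangle$. Test against a unitary $t\times t$ matrix $U$, so that $|U_{ss}|\le1$ and $\|U\|_2=\sqrt t$. The diagonal entries of $\mathcal G[G]-\|G\|^2\Pi_t$ are $\langle k_s-1\rangle_t$ and contribute at most $\langle\sum_s|k_s-1|\rangle_t=2\langle R\rangle_t$. For $s\ne s'$, the operator $\xi_s\partial_{\xi_{s'}}$ sends exponents $(k_s,k_{s'})$ to $(k_s+1,k_{s'}-1)$ and multiplies norms by $\sqrt{(k_s+1)k_{s'}}$. Within $\{0,1,2\}$ there are four transitions, and each involves exceptional exponents.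
\begin{itemize}
\item $(1,1)\to(2,0)$, factor $\sqrt2$. As $\sum_{s,s'}\pi_s^2\pi_{s'}^0=R^2$ on $G$, Cauchy--Schwarz gives $\sum|U_{s's}|\sqrt2\,\|\pi_s^2\pi_{s'}^0G\|\|G\|\le\sqrt{2t}\,\langle R^2\rangle_t^{1/2}\|G\|$.
\item $(0,2)\to(1,1)$, factor $\sqrt2$. The same bound holds, with $\pi_s^0\pi_{s'}^2$ applied to the source.
\item $(0,1)\to(1,0)$, factor $1$. The source has $k_s=0$ and the target has $k_{s'}=0$, so the contribution is at most $\sum|U_{s's}|\|\pi_s^0G\|\|\pi_{s'}^0G\|\le\|U\|_2\sum_s\|\pi_s^0G\|^2=\sqrt t\,\langle R\rangle_t$.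
\item $(1,2)\to(2,1)$, factor $2$. The source has $k_{s'}=2$ and the target has $k_s=2$; the same computation with $\pi^2$ gives $2\sqrt t\,\langle R\rangle_t$.
\end{itemize}
By \eqref{eq:Rmom}, $\mathrm{II}\le2\kappa+2\sqrt{2T}\cdot\sqrt2(1+\kappa)+3\kappa\sqrt T\le9(1+\kappa)\sqrt T$.

\emph{Term III.} For unit vectors $\|u_su_s^\dagger-\hat e_s\hat e_s^\dagger\|_1=2\sqrt{1-|\langle u_s|\hat e_s\rangle|^2}=2\sqrt{\theta_s}$, so $\|A_t-\Pi_t\|_1\le2(T\sum_s\theta_s)^{1/2}$. Under $P$, using the conditional law after \eqref{eq:posterior} and $\theta\le1$,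
\[
\mathbb E_P[\theta_{t+1}\,|\,\text{history}]\le\sum_xq_x\langle u_x|\Pi_t|u_x\rangle+\sum_xq_x\langle u_x|\Gamma_t|u_x\rangle=\frac{2t}D .
\]
So $\mathbb E_P\sum_s\theta_s\le\kappa$ and $\mathrm{III}\le2\sqrt{\kappa T}\le2(1+\kappa)\sqrt T$. Finally $16+9+2\le28$.
\end{proof}

\subsection{Two parties: approximation by an urn}\label{sec:twoparty}

Fix $|S|=n/2$. The \emph{urn law} $\tilde p_S$ is the law on transcripts under which, after $t$ steps, outcome $x$ has conditional probability $w_x\tilde r_S(x)$ with
\begin{equation}\label{eq:urn}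
\tilde r_S(x)=\frac{1+\operatorname{tr}x^SA_t^S+\operatorname{tr}x^{S^c}A_t^{S^c}}{1+2t/D}.
\end{equation}
These probabilities sum to one by \eqref{eq:complete}, as $\operatorname{tr}A_t^C=t$.

\begin{proposition}\label{prop:two}
Under the hypotheses of Proposition \ref{prop:one}, $\mathrm{TV}(p_S,\tilde p_S)\le40(1+\kappa)^2D^{-1/4}$.
\end{proposition}

\begin{proof}
Fix $t<T$ and define $\Gamma_S,\Gamma_{S^c}$ by $I+\Gamma_S=(D+t)\mathbb E_{p_S}[aa^\dagger|\mathbf x_t]$ and $I+\Gamma_{S^c}=(D+t)\mathbb E_{p_S}[bb^\dagger|\mathbf x_t]$.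

\emph{Step 1: the conditional law of $p_S$.} Let $F(a,b)=\prod_{r\le t}\langle x_r|ab\rangle$, with norms taken for independent Gaussian $a,b$. It has degree $t$ in each of $a,b$, so $dp_S/dp_0=c_t^2\|F\|^2$, and the proof of Lemma \ref{lem:calculus}(e) gives $(\Gamma_S)_{jk}=\langle\partial_{a_j}F,\partial_{a_k}F\rangle/\|F\|^2$ and the same formula in $b$ for $\Gamma_{S^c}$. For a unit vector $y=\sum y_{ij}e_i\otimes f_j$ let $M_y$ be multiplication by $\langle y|ab\rangle=\sum\bar y_{kl}a_kb_l$, with adjoint $M_y^\ast=\sum y_{ij}\partial_{a_i}\partial_{b_j}$. Then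
\[
M_y^\ast M_y=\sum y_{ij}\bar y_{kl}(\delta_{ik}+a_k\partial_{a_i})(\delta_{jl}+b_l\partial_{b_j})=1+\sum_{i,k}(y^S)_{ik}a_k\partial_{a_i}+\sum_{j,l}(y^{S^c})_{jl}b_l\partial_{b_j}+M_yM_y^\ast .
\]
Since $\langle F,a_k\partial_{a_i}F\rangle=(\Gamma_S)_{ki}\|F\|^2$, the conditional probability of $x$ under $p_S$ is $w_xr_S(x)$ with
\[
r_S(x)=\frac{\|M_xF\|^2}{(1+t/D)^2\|F\|^2}=\frac{1+\operatorname{tr}x^S\Gamma_S+\operatorname{tr}x^{S^c}\Gamma_{S^c}+\langle x|\Theta|x\rangle}{(1+t/D)^2},
\]
where $\Theta\ge0$ is defined by $\langle y|\Theta|y\rangle=\|M_y^\ast F\|^2/\|F\|^2$ and has trace $\sum_{ij}\|\partial_{a_i}\partial_{b_j}F\|^2/\|F\|^2=t^2$. It generalizes the product $k_Sk_{S^c}$ of Section \ref{sec:toy}. By \eqref{eq:complete}, $\sum_xw_x|\operatorname{tr}x^SX|\le\sum_xw_x\operatorname{tr}x^S|X|=\|X\|_1/D$ for Hermitian $X$, and $\sum_xw_x\langle x|\Theta|x\rangle=t^2/D^2$. The change of denominator costs $1-(1+\frac{2t}D)(1+\frac tD)^{-2}\le t^2/D^2$. Altogether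
\begin{equation}\label{eq:onestep}
\sum_xw_x|r_S(x)-\tilde r_S(x)|\le\frac1D\big(\|\Gamma_S-A_t^S\|_1+\|\Gamma_{S^c}-A_t^{S^c}\|_1\big)+\frac{2t^2}{D^2}.
\end{equation}

\emph{Step 2: conditioning on $b$.} For fixed $b$, \eqref{eq:complete} and \eqref{eq:freeze} give $\sum_xw_xm_x(b)=1$ and $\sum_xw_xm_x(b)\hat u_x\hat u_x^\dagger=D\langle b|\frac IN|b\rangle=I/D$. So $q_x=w_xm_x(b)$, $u_x=\hat u_x(b)$ is a scheme as in Section \ref{sec:oneparty}, and its law $P$ is the law of the transcript given $b$. Write $\hat u_s=\hat u_{x_s}(b)$, $A_b=\sum_{s\le t}\hat u_s\hat u_s^\dagger$ and $I+\Gamma_b=(D+t)\mathbb E[aa^\dagger|\mathbf x_t,b]$. Then $\Gamma_S=\mathbb E[\Gamma_b|\mathbf x_t]$, and Jensen's inequality with Proposition \ref{prop:one} gives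
\[
\mathbb E_{p_S}\big\|\Gamma_S-\mathbb E[A_b|\mathbf x_t]\big\|_1\le28(1+\kappa)\sqrt T .
\]

\emph{Step 3: averaging over $b$.} It remains to compare $\mathbb E[\hat u_s\hat u_s^\dagger|\mathbf x_t]$ with $x_s^S$. If $b$ were conditioned on the single outcome $x_s$, its law would have density $m_{x_s}(b)$, and the mean of $\hat u_s\hat u_s^\dagger$ would be $\mathbb E_bD\langle b|x_s|b\rangle=x_s^S$ exactly. The deletion inequality shows that the other outcomes change little. We claim
\begin{equation}\label{eq:step3}
\mathbb E_{p_S}\big\|\mathbb E[\hat u_s\hat u_s^\dagger|\mathbf x_t]-x_s^S\big\|_1\le8T/D\qquad(s\le t).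
\end{equation}
Let $0\le E\le I$ be an operator on the qudits of $S$, depending on $\mathbf x_t$. Define two laws of a pair $(\mathbf x_t,z)$ with $z\in\{0,1\}$. Under $J_1$, $(\mathbf x_t,b)$ is as in $p_S$ and $\Pr(z=1|\mathbf x_t,b)=\langle\hat u_s|E|\hat u_s\rangle$. Under $J_2$, $\mathbf x_t$ has law $p^{(s)}$ with density $\mathbb E_{a,b}\prod_{r\ne s}N|\langle x_r|ab\rangle|^2$ with respect to $p_0$, which is the transcript law when the $s$th copy is replaced by the maximally mixed state, and $\Pr(z=1|\mathbf x_t)=\operatorname{tr}Ex_s^S$. Put $\Xi=\operatorname{tr}_S[(E^{1/2}\otimes I)x_s(E^{1/2}\otimes I)]\ge0$. Then $m_{x_s}(b)\langle\hat u_s|E|\hat u_s\rangle=D\langle b|\Xi|b\rangle$ and $\operatorname{tr}\Xi=\operatorname{tr}Ex_s^S$. For fixed $b$, Lemma \ref{lem:del} in the $a$-average removes the factor $D|\langle\hat u_s|a\rangle|^2$: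
\[
\frac{dJ_1(\mathbf x_t,1)}{dp_0}\ge\Big(1+\frac{t-1}D\Big)^{-1}\mathbb E_{a,b}\Big[D\langle b|\Xi|b\rangle\prod_{r\ne s}N|\langle x_r|ab\rangle|^2\Big].
\]
For fixed $a$ we have $\langle x_r|ab\rangle=\langle v_r|b\rangle$ with $v_r=\langle a|x_r\rangle$. Decomposing $\Xi$ into rank-one terms and applying Lemma \ref{lem:del} in the $b$-average, the right side is at least $(1+\frac{t-1}D)^{-2}\operatorname{tr}\Xi\cdot dp^{(s)}/dp_0$. The same holds for $z=0$ with $I-E$ in place of $E$. So $J_1\ge(1+\frac{t-1}D)^{-2}J_2$, and $\mathrm{TV}(J_1,J_2)\le2T/D$ by (TV1). Comparing the events $z=1$ costs $2T/D$, and replacing the marginal $p^{(s)}$ of $J_2$ by the marginal $p_S$ of $J_1$ costs another $2T/D$. Hence $|\mathbb E_{p_S}\operatorname{tr}EX|\le4T/D$ for $X=\mathbb E[\hat u_s\hat u_s^\dagger|\mathbf x_t]-x_s^S$. As $X$ is traceless, $\|X\|_1=2\operatorname{tr}EX$ for the projector $E$ on its positive part, and \eqref{eq:step3} follows.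

\emph{Conclusion.} Summing \eqref{eq:step3} over $s\le t$ gives $8\kappa$, so $\mathbb E_{p_S}\|\Gamma_S-A_t^S\|_1\le36(1+\kappa)\sqrt T$, and the same holds for $S^c$ by symmetry. By (TV2) and \eqref{eq:onestep},
\[
\mathrm{TV}(p_S,\tilde p_S)\le\frac T2\Big[\frac{72(1+\kappa)\sqrt T}D+\frac{2T^2}{D^2}\Big]=36(1+\kappa)\kappa^{3/4}D^{-1/4}+\kappa^{3/2}D^{-1/2}\le40(1+\kappa)^2D^{-1/4}.\qedhere
\]
\end{proof}

\subsection{Second moment of the urn mixture}\label{sec:second}

From now on $T=\lfloor(nD/2000)^{1/2}\rfloor$, so $\kappa\le n/2000$. Let $L_S(t)=\prod\tilde r_S$ be the likelihood ratio of $\tilde p_S$ to $p_0$ after $t$ steps, and $\Lambda_t=\mathbb E_SL_S(t)$, with $S$ uniform of size $n/2$. Both are $p_0$-martingales starting at $1$.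

\begin{remark}\label{rem:trunc}
The plain second moment $\mathbb E_0\Lambda_T^2$ is not bounded. In the computational basis, all $T$ outcomes agree on a given $S$ with $p_0$-probability $D^{-(T-1)}$, and then $L_S(T)\ge\prod_{t<T}\frac{1+t}{1+2t/D}\ge T!\,e^{-\kappa}\ge(T/e)^Te^{-\kappa}$. Since $\Lambda_T\ge2^{-n}L_S(T)$, we get $\mathbb E_0\Lambda_T^2\ge4^{-n}e^{-2\kappa}(\kappa/e^2)^T$, which explodes once $\kappa\ge e^3$, because $T$ is exponential in $n$. Such transcripts have a large $\|A_t^S\|$, and we stop the martingale before this happens.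
\end{remark}

\begin{lemma}\label{lem:chernoff}
If $|C|=m$ and $\alpha\ge T/d^m$, then $p_0(\|A_T^C\|\ge\alpha)\le d^m\big(eT/(d^m\alpha)\big)^\alpha$.
\end{lemma}

\begin{proof}
Let $\lambda\ge0$. By convexity $e^{\lambda X}\le I+(e^\lambda-1)X$ for $0\le X\le I$, so \eqref{eq:complete} gives $\mathbb E_0[e^{\lambda x_{t+1}^C}|\mathbf x_t]\le e^{(e^\lambda-1)/d^m}I$. The Golden--Thompson inequality, $\operatorname{tr}e^{X+Y}\le\operatorname{tr}e^Xe^Y$ for Hermitian $X,Y$, yields $\mathbb E_0[\operatorname{tr}e^{\lambda A_{t+1}^C}|\mathbf x_t]\le e^{(e^\lambda-1)/d^m}\operatorname{tr}e^{\lambda A_t^C}$, and so $\mathbb E_0\operatorname{tr}e^{\lambda A_T^C}\le d^me^{(e^\lambda-1)T/d^m}$. Apply Markov's inequality to $e^{\lambda\|A_T^C\|}\le\operatorname{tr}e^{\lambda A_T^C}$ with $e^\lambda=\alpha d^m/T$.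
\end{proof}

The mean of $A_T^C$ is $Td^{-m}I$. For $m$ near $n/2$ this is tiny and $\|A_T^C\|$ is bounded by a constant; this constant enters the exponent of the second moment. For smaller $m$ a crude bound is enough, since such sets come with a small prefactor. So let
\[
\alpha_m=24\quad(m\ge3n/8),\qquad\alpha_m=d^{n/32}+e^2Td^{-m}\quad(m<3n/8),
\]
and let $t_\ast$ be the first $t$ such that $\|A_t^C\|>\alpha_{|C|}$ for some $|C|\le n/2$.

\begin{lemma}\label{lem:good}
$p_0(t_\ast\le T)\to0$ as $n\to\infty$, uniformly in $d$ and in the algorithm.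
\end{lemma}

\begin{proof}
As $A_t^C$ increases in $t$, it suffices to consider $t=T$; there are at most $2^n\le d^n$ sets $C$. For $3n/8\le m\le n/2$ we have $T/d^m\le\sqrt\kappa\,d^{-n/8}\le24$, and Lemma \ref{lem:chernoff} bounds the union by $d^n\cdot d^{n/2}(\sqrt\kappa\,d^{-n/8})^{24}=\kappa^{12}d^{-3n/2}$. For $m<3n/8$ we have $eT/(d^m\alpha_m)\le e^{-1}$, so the union has probability at most $d^{2n}e^{-d^{n/32}}$, which is at most $d^{-2n}$ once $d^{n/32}\ge4n\ln d$. For $n\ge64$, $d^{n/32}\ge2^{n/64}d\ge2^{n/64}\ln d$, so this holds for all large $n$ and all $d$.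
\end{proof}

Let $Y_S=A_t^S\otimes I+I\otimes A_t^{S^c}\ge0$. By \eqref{eq:urn} and \eqref{eq:complete},
\begin{equation}\label{eq:centered}
\tilde r_S(x)-1=\frac{\langle x|Y_S|x\rangle-\sum_{x'}w_{x'}\langle x'|Y_S|x'\rangle}{1+2t/D}.
\end{equation}

\begin{lemma}[Pair bound]\label{lem:pair}
Let $|S|=|S'|=n/2$ and $k=|S\setminus S'|$. On $\{t_\ast>t\}$, for $t\le T$,
\[
\frac1N\operatorname{tr}Y_SY_{S'}\le\frac tD\,g(k),\qquad g(k)=48d^{-k}+48d^{-(n/2-k)}+36(1+\kappa)d^{-3n/32}.
\]
For large $n$, $g(0)\le50$. For fixed $S$ and uniform $S'$, $\bar g=\mathbb E_{S'}g(k)$ does not depend on $S$, and $\bar g\le Cn(0.938)^n$ with an absolute constant $C$.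
\end{lemma}

\begin{proof}
Let $U\in\{S,S^c\}$, $U'\in\{S',S'^c\}$, $C=U\cap U'$. Since $|U|=|U'|=n/2$, exactly $n-|U\cup U'|=|C|$ qudits lie outside $U\cup U'$. Tracing out these qudits, then $U\setminus C$ and $U'\setminus C$, gives $\operatorname{tr}[(A_t^U\otimes I)(A_t^{U'}\otimes I)]=d^{|C|}\operatorname{tr}(A_t^C)^2\le d^{|C|}t\|A_t^C\|$. So $\frac1N\operatorname{tr}Y_SY_{S'}\le\frac tD\sum_Cd^{|C|-n/2}\|A_t^C\|$, a sum over four sets of sizes $\frac n2-k,\frac n2-k,k,k$. A set with $|C|\ge3n/8$ contributes at most $24d^{|C|-n/2}$. A set with $|C|<3n/8$ contributes at most $d^{-n/8+n/32}+e^2T/D\le(1+e^2\sqrt\kappa)d^{-3n/32}\le9(1+\kappa)d^{-3n/32}$, since $T/D=\sqrt\kappa\,d^{-n/4}$. This proves the bound, and $g(0)\to48$.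

The law of $k$ is $\binom{n/2}k^2/\binom n{n/2}$, symmetric under $k\mapsto\frac n2-k$, and $\binom n{n/2}\ge2^n/(n+1)$. Hence
\[
\mathbb E_{S'}2^{-k}\le\frac{n+1}{2^n}\Big(\sum_k\binom{n/2}k2^{-k/2}\Big)^2=(n+1)\Big(\frac{1+2^{-1/2}}2\Big)^n\le(n+1)(0.8536)^n .
\]
Use $d\ge2$, $\kappa\le n/2000$ and $2^{-3/32}<0.938$.
\end{proof}

\begin{proposition}\label{prop:mix}
$\mathrm{TV}(\mathbb E_S\tilde p_S,p_0)\to0$ as $n\to\infty$, uniformly in $d$ and in the algorithm.
\end{proposition}

\begin{proof}
For Hermitian $\mathcal Y$, the variance of $\langle x|\mathcal Y|x\rangle$ under $w$ is at most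
\begin{equation}\label{eq:var}
\sum_xw_x\langle x|\mathcal Y|x\rangle^2\le\sum_xw_x\langle x|\mathcal Y^2|x\rangle=\frac1N\operatorname{tr}\mathcal Y^2 .
\end{equation}
Take $\mathcal Y=Y_S$. By \eqref{eq:centered} and Lemma \ref{lem:pair} with $k=0$, on $\{t_\ast>t\}$ we have $\mathbb E_0[L_S(t+1)^2|\mathbf x_t]\le L_S(t)^2(1+50t/D)$. Since $\{t_\ast>t+1\}\subseteq\{t_\ast>t\}$, induction gives $\mathbb E_0[\mathbf 1_{t_\ast>t}L_S(t)^2]\le e^{50\sum_{t<T}t/D}\le e^{25\kappa}$.

Now take $\mathcal Y=\mathbb E_SL_S(t)Y_S$. By \eqref{eq:centered}, $\Lambda_{t+1}-\Lambda_t$ is the centered variable $\langle x|\mathcal Y|x\rangle$ divided by $1+2t/D$, so on $\{t_\ast>t\}$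
\[
\mathbb E_0[(\Lambda_{t+1}-\Lambda_t)^2|\mathbf x_t]\le\mathbb E_{S,S'}L_S(t)L_{S'}(t)\frac{\operatorname{tr}Y_SY_{S'}}N\le\frac tD\,\mathbb E_{S,S'}\frac{L_S(t)^2+L_{S'}(t)^2}2g(k)=\frac tD\,\bar g\,\mathbb E_SL_S(t)^2 .
\]
The increments of the stopped martingale are orthogonal, so
\[
\mathbb E_0(\Lambda_{T\wedge t_\ast}-1)^2\le\sum_{t<T}\frac tD\,\bar g\,e^{25\kappa}\le\kappa\,\bar g\,e^{25\kappa}\le C'n^2\big(0.938\,e^{0.0125}\big)^n\to0,
\]
because $25\kappa\le0.0125\,n$ and $0.938\,e^{0.0125}<0.95$. This is the only place where the value $1/2000$ matters. Finally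
\[
\mathrm{TV}(\mathbb E_S\tilde p_S,p_0)=\mathbb E_0(1-\Lambda_T)_+\le p_0(t_\ast\le T)+\mathbb E_0|1-\Lambda_{T\wedge t_\ast}|,
\]
and Lemma \ref{lem:good} concludes.
\end{proof}

\subsection{Proof of Theorem \ref{thm:lower}}

Part (a) was proved after Proposition \ref{prop:birthday}. For (b), take $T$ as in Section \ref{sec:second}. Since $D\ge2^{n/2}$, $\kappa\le n/2000$ and $T/D=\sqrt\kappa\,D^{-1/2}$, the hypotheses of Proposition \ref{prop:one} hold for $n$ larger than an absolute constant. By Propositions \ref{prop:two}, \ref{prop:mix} and \ref{prop:birthday},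
\[
\Delta\le40(1+\kappa)^2D^{-1/4}+\mathrm{TV}(\mathbb E_S\tilde p_S,p_0)+\kappa/D\to0
\]
uniformly in $d$ and in the algorithm. Enlarge $n_1$ so that also $\eta_n<1/6$ for $n\ge n_1$.

For (c), let $\zeta=e^{-\Omega(d^n)}$ be the probability that a Haar state is not $\varepsilon$-far; this is the only use of $\varepsilon<\varepsilon_0$. A tester accepts the random cut ensemble with probability at least $2/3$ and the Haar ensemble with probability at most $1/3+\zeta$, so $\Delta\ge1/3-\zeta\ge1/6$ for large $d^n$. If $n\ge n_1$, part (b) forces $T>(n/2000)^{1/2}d^{n/4}$. If $n<n_1$, part (a) gives $2T^2/D\ge1/6$, so $T\ge d^{n/4}/\sqrt{12}\ge(n/(12n_1))^{1/2}d^{n/4}$. \qed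

\section{The upper bound}\label{sec:upper}

In this section $n\ge2$ is arbitrary, $h=\lfloor n/2\rfloor$, $D=d^h$ and $\varepsilon\in(0,1)$. By \eqref{eq:schmidt} we must distinguish the case that $\rho_S$ is pure for some $1\le|S|\le h$ from the case that $\lambda_{\max}(\rho_S)<1-\varepsilon^2$ for all such $S$.

\subsection{Purity of a residual qubit}\label{sec:meas}

Purity is quadratic in the state, so two copies have to be related, and with single-copy measurements they can be related only through their outcomes. We measure all of a set $M$ except one qubit's worth of dimension. Two copies with the same outcome (a collision) leave that qubit in the same conditional state, and the product of two Pauli outcomes estimates a squared Bloch coordinate of it. If $\rho_M$ is pure the residual qubit is pure, whatever the state: the statistic has a known value in the product case.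

Let $\emptyset\ne W\subsetneq[n]$, $q=d^{|W|}$, $V\in U(2q)$ and $u\in\{1,2,3\}$. The measurement $(W,V,u)$ adjoins an ancilla $|0\rangle\in\mathbb C^2$ to the qudits of $W$, applies $V$ on $\mathbb C^q\otimes\mathbb C^2$, measures the first factor in the standard basis (outcome $a\in[q]$), the second factor in the eigenbasis of the Pauli matrix $\sigma_u$ (outcome $b=\pm1$), and every qudit outside $W$ in the computational basis (outcome $x$). This is a POVM on one copy. For $M\supseteq W$ the \emph{label} is $y_M=(a,x_{M\setminus W})$, which takes one of $d^{|M|}$ values. The measurement does not depend on $M$: \emph{one data set for $(W,V)$ serves all $M\supseteq W$}.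

Fix $(W,V)$ and $M$. The law $p=p_M$ of $y_M$ does not depend on $u$ and is determined by $\rho_M$. Let $\omega_y$ be the state of the qubit given $y_M=y$, and
\[
\beta_u(y)=\operatorname{tr}\omega_y\sigma_u=\mathbb E[b\,|\,y,u],\qquad Q_y=\operatorname{tr}\omega_y^2=\tfrac12\Big(1+\sum_u\beta_u(y)^2\Big),\qquad c_M=\sum_yp(y)^2 .
\]
The collision probability satisfies $c_M\ge d^{-|M|}$ and $p(y)\le\sqrt{c_M}$. A sample of Poisson size $\lambda$ contains label $y$ at least twice with probability $f(\lambda p(y))$, where
\[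
f(t)=\Pr(\operatorname{Poi}(t)\ge2)=1-(1+t)e^{-t}=t^2\int_0^1ve^{-tv}\,dv .
\]
Thus $f$ is increasing, $f(t)/t^2$ is nonincreasing with values in $[\frac12e^{-t},\frac12]$, and $f(1)=1-2/e\ge\frac14$, so $f(t)\ge t^2/4$ for $t\le1$. The average purity seen by such a sample is
\[
F_\lambda(M)=\frac{\sum_yf(\lambda p(y))Q_y}{\sum_yf(\lambda p(y))}\quad(\lambda>0),\qquad F_0(M)=\frac{\sum_yp(y)^2Q_y}{\sum_yp(y)^2}=\lim_{\lambda\to0}F_\lambda(M).
\]
These numbers depend on $(W,V)$, which will be clear from the context. To compare different $\lambda$ we use the following: if two weight functions have ratio in $[1,\varrho]$ up to a common factor, the weighted averages $F,F'\in[0,1]$ of $Q$ satisfy $F/\varrho\le F'\le\varrho F$, and hence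
\begin{equation}\label{eq:weights}
|F-F'|\le\varrho-1 .
\end{equation}

\begin{example}\label{ex:upper}
Let $d=2$ and $W=\{1\}$. If $V$ swaps the qubit with the ancilla, then $a$ is deterministic and $F_\lambda(W)=\operatorname{tr}\rho_W^2$: the statistic is the purity. If $V=I$, the residual qubit is $|0\rangle$ and $F_\lambda\equiv1$ for every state, so $V$ has to be generic. Finally let $n\ge4$, $\psi=(|0\cdots0\rangle+|1\cdots1\rangle)/\sqrt2$ and $M=\{1,2\}$. Given $x_2$, qubit $1$ is in the pure state $|x_2\rangle$, so $F_\lambda(M)=1$ for every $V$, although $\lambda_{\max}(\rho_M)=\frac12$. For $M\ne W$ a large value of $F_\lambda(M)$ is therefore only a hint; it certifies purity only for $M=W$ and random $V$.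
\end{example}

The next two lemmas say what a hint is worth in the product case and what the certificate is worth in the far case.

\begin{lemma}[Product states]\label{lem:product}
Let $\psi$ be product across $S_\ast$, let $W\subseteq S_\ast$ and $M\supseteq W$. Put $P=M\cap S_\ast$, $E=M\setminus S_\ast$, let $r$ be the law of $x_E$ and $c_E=\sum_xr(x)^2$. Then $c_M=c_Pc_E$, $F_0(M)=F_0(P)$, and $F_\lambda(M)$ is a convex combination of the numbers $F_{\lambda r(x)}(P)$ with $r(x)>0$. Moreover $F_\lambda(S_\ast)=1$ for all $\lambda\ge0$ and all $V$.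
\end{lemma}

\begin{proof}
Since $\rho_M=\rho_P\otimes\rho_E$ and $V$ acts inside $P$, we have $p_M(y_P,x)=p_P(y_P)r(x)$ and $\omega_{(y_P,x)}=\omega_{y_P}$. This gives the first two identities, and $F_\lambda(M)=\sum_xs_xF_{\lambda r(x)}(P)/\sum_xs_x$ with $s_x=\sum_{y_P}f(\lambda r(x)p_P(y_P))$. For $M=S_\ast$ the qubit is obtained by projecting a pure state, so $Q\equiv1$.
\end{proof}

\begin{lemma}[Mixed marginals]\label{lem:mixed}
There is an absolute constant $c_1>0$ such that, if $\lambda_{\max}(\rho_W)\le1-\eta$ and $V$ is Haar-random in $U(2q)$, then $\sup_{\lambda\ge0}F_\lambda(W)\le1-c_1\eta^2$ with probability at least $\frac9{10}$.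
\end{lemma}

\begin{proof}
The labels are $a\in[q]$. We show that half of them have a mixed qubit and probability of order $1/q$, and that no small set of heavy labels dominates the weights. Let $\tilde\rho=\rho_W\otimes|0\rangle\langle0|$, let $\iota_a=V^\dagger(|a\rangle\otimes I_2)$ and $B_a=\iota_a^\dagger\tilde\rho\,\iota_a$. Then $p_a=\operatorname{tr}B_a$, $\omega_a=B_a/p_a$, and $1-Q_a=2\det B_a/p_a^2$, as $\operatorname{tr}\omega^2=1-2\det\omega$ for a qubit state. The law of the isometry $\iota_a:\mathbb C^2\to\mathbb C^{2q}$ is invariant under $U(2q)$, which acts transitively on isometries, so it is also the law of $\mathbf g(\mathbf g^\dagger\mathbf g)^{-1/2}$, where $\mathbf g=[\gamma_1,\gamma_2]$ has independent standard complex Gaussian columns. In this model $\det B_a=\det(\mathbf g^\dagger\tilde\rho\,\mathbf g)/\det(\mathbf g^\dagger\mathbf g)$.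

For $A\ge0$ with eigenvalues $\alpha_i$ and Gaussian $\gamma$, $\mathbb Ee^{-\theta\gamma^\dagger A\gamma}=\prod_i(1+\theta\alpha_i)^{-1}\le(1+\theta\operatorname{tr}A)^{-1}$. Markov's inequality with $\theta=1/(s\operatorname{tr}A)$ gives $\Pr(\gamma^\dagger A\gamma\le s\operatorname{tr}A)\le e/(1+1/s)\le es$. The Gram determinant of $\tilde\rho^{1/2}\gamma_1,\tilde\rho^{1/2}\gamma_2$ is
\[
\det(\mathbf g^\dagger\tilde\rho\,\mathbf g)=\gamma_1^\dagger\tilde\rho\gamma_1\cdot\gamma_2^\dagger\tilde\rho^{1/2}(I-vv^\dagger)\tilde\rho^{1/2}\gamma_2,\qquad v=\frac{\tilde\rho^{1/2}\gamma_1}{\|\tilde\rho^{1/2}\gamma_1\|},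
\]
and the last operator, which is independent of $\gamma_2$, has trace $1-\langle v|\tilde\rho|v\rangle\ge\eta$. This is where the hypothesis enters. So the determinant is at least $s^2\eta$ with probability at least $1-2es$. By Markov's inequality, $\det(\mathbf g^\dagger\mathbf g)\le\|\gamma_1\|^2\|\gamma_2\|^2\le(2qK)^2$ with probability at least $1-2/K$, and $p_a\le K/q$ with probability at least $1-1/K$, since $\mathbb Ep_a=1/q$. Take $s=\frac1{500}$, $K=300$, so that $2es+3/K\le\frac1{40}$. With probability at least $1-\frac1{40}$ the label $a$ is \emph{good}, meaning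
\[
qp_a\ge2q\sqrt{\det B_a}\ge x_0:=\frac{s\sqrt\eta}K,\qquad1-Q_a\ge y_0:=\frac{s^2\eta}{2K^4}.
\]
The expected number of labels that are not good is at most $q/40$, so at least $q/2$ labels are good with probability at least $1-\frac1{20}$.

If $\tilde\rho$ is pure, $p_a$ is distributed as $|\phi_1|^2+|\phi_2|^2$ for a Haar vector $\phi\in\mathbb C^{2q}$, and Lemma \ref{lem:calculus}(d) gives $\mathbb Ep_a^2=\frac{2+2+2}{2q(2q+1)}$. By convexity $\mathbb Ep_a^2\le\frac3{q(2q+1)}$ in general. So $\mathbb E\sum_a(qp_a)^2\le\frac32q$, and $\sum_a(qp_a)^2\le60q$ with probability at least $1-\frac1{40}$. On both events, for every $\lambda>0$, monotonicity of $f$ and of $f(t)/t^2$ gives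
\[
\sum_af(\lambda p_a)(1-Q_a)\ge\frac q2\,y_0x_0^2f(\lambda/q),\qquad\sum_af(\lambda p_a)\le\sum_a\max(1,(qp_a)^2)f(\lambda/q)\le61q\,f(\lambda/q).
\]
Hence $1-F_\lambda(W)\ge y_0x_0^2/122=c_1\eta^2$ with $c_1=s^4/(244K^6)$; let $\lambda\to0$ for $F_0$.
\end{proof}

We put $\tau=c_1\varepsilon^4/4$. For an $\varepsilon$-far state and $1\le|W|\le h$, Lemma \ref{lem:mixed} with $\eta=\varepsilon^2$ says
\begin{equation}\label{eq:cert}
\Pr_V\Big(\sup_{\lambda\ge0}F_\lambda(W)>1-4\tau\Big)\le\frac1{10}.
\end{equation}

\subsection{Estimators}\label{sec:est}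

We use three standard facts. \emph{Poisson splitting:} in a sample of $\operatorname{Poi}(\lambda)$ independent draws from $p$, the numbers of draws of the labels $y$ are independent $\operatorname{Poi}(\lambda p(y))$ variables. \emph{Bernstein's inequality:} if $X$ is a sum of independent Bernoulli variables with $\mathbb EX\le\mu$, then $X-\mathbb EX\ge z$ and $X-\mathbb EX\le-z$ each have probability at most $e^{-z^2/(2\mu+2z/3)}$. \emph{Medians:} if each of $G$ independent numbers lies in an interval with probability at least $\frac78$, their median lies in it with probability at least $1-e^{-G/4}$, because by Hoeffding's inequality $\Pr(\operatorname{Bin}(G,\frac18)\ge G/2)\le e^{-2G(3/8)^2}$.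

\medskip\noindent\textbf{Poisson estimator with parameters $(R,\lambda)$.} For each $u$ take $R$ independent batches of $\operatorname{Poi}(\lambda)$ copies. Let $N_u$ be the number of pairs (batch, label) with at least two samples, let $Z_u$ be the sum over these pairs of the product $bb'$ of the bits of the first two samples, and $\hat F=\frac12(1+\sum_uZ_u/N_u)$.

\begin{lemma}\label{lem:E1}
Let $\mu=R\sum_yf(\lambda p(y))$ and $0<\delta\le\frac15$. With probability at least $1-12e^{-\delta^2\mu/3}$ we have $|N_u-\mu|\le\delta\mu$ for all $u$ and $|\hat F-F_\lambda|\le7.5\,\delta$.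
\end{lemma}

\begin{proof}
Let $N_u^+$ count the pairs with $bb'=+1$, so $Z_u=2N_u^+-N_u$. By Poisson splitting, $N_u$ and $N_u^+$ are sums of independent Bernoulli variables with means at most $\mu=\mathbb EN_u$, and $\mathbb EZ_u=R\sum_yf(\lambda p(y))\beta_u(y)^2$, so that $F_\lambda=\frac12(1+\sum_u\mathbb EZ_u/\mu)$. Each of the six variables deviates from its mean by more than $\delta\mu$ with probability at most $2e^{-\delta^2\mu/3}$. Otherwise $|Z_u-\mathbb EZ_u|\le3\delta\mu$, and as $0\le\mathbb EZ_u\le\mu$ we get $|Z_u/N_u-\mathbb EZ_u/\mu|\le\frac{3\delta+\delta}{1-\delta}\le5\delta$.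
\end{proof}

\medskip\noindent\textbf{Group estimator with parameters $(G,m)$.} Take $G$ groups, each with $m$ copies for each $u$. In a group let $C_u$ be the number of pairs of copies with equal labels and $Z_u$ the sum of $bb'$ over these pairs. The value of the group is $\frac12(1+\sum_uZ_u/C_u)$, and $\hat F^{\rm gr}$ is the median of the values.

\begin{lemma}\label{lem:E2}
Let $c=c_M$. If $m\ge2$ and $m\sqrt c\ge\theta\ge1$, then $\mathbb EC_u=\binom m2c\ge\theta^2/4$ and $C_u$, $Z_u$ have variance at most $\frac{20}\theta(\mathbb EC_u)^2$. If $m\sqrt c\ge960/\delta^2$ with $0<\delta\le\frac15$, then $|\hat F^{\rm gr}-F_0|\le5\delta$ with probability at least $1-e^{-G/4}$.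
\end{lemma}

\begin{proof}
We have $\mathbb EZ_u=\binom m2\sum p^2\beta_u^2$, so $F_0=\frac12(1+\sum_u\mathbb EZ_u/\mathbb EC_u)$. The term of a pair has second moment $c$. Terms of disjoint pairs are independent. For two pairs sharing one copy, the covariance is at most the mean of the product, which is $\sum p^3$ for $C_u$ and $\sum p^3\beta_u^2$ for $Z_u$; both are at most $c^{3/2}$, and there are at most $m^3$ ordered choices. So both variances are at most $\binom m2c+m^3c^{3/2}$. With $\binom m2\ge m^2/4$ this is at most $(\frac4{\theta^2}+\frac{16}\theta)(\mathbb EC_u)^2$. For $\theta=960/\delta^2$, Chebyshev's inequality shows that all six variables are within $\delta\,\mathbb EC_u$ of their means with probability at least $1-\frac6{48}=\frac78$, and then the group value is within $\frac32\cdot\frac{2\delta}{1-\delta}\le5\delta$ of $F_0$.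
\end{proof}

The two estimators are complementary. For a flat label law on $D$ points and failure probability $e^{-k}$, the Poisson estimator needs $\mu\asymp k$, that is about $\sqrt{kD}$ copies, while the group estimator needs $k$ groups of about $\sqrt D$ copies. But the group estimator targets $F_0$, which passes exactly from $M$ to $M\cap S_\ast$ in Lemma \ref{lem:product}, whereas $F_\lambda(M)$ passes to $F_{\lambda'}(P)$ with an unknown $\lambda'\le\lambda$. To absorb this we also need the supremum over a range of $\lambda$.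

\medskip\noindent\textbf{Supremum estimator with parameters $(s_0,H,\xi,N_0)$,} where $H\ge1$ and $0<\xi\le\frac15$. Let $\lambda_{\rm hi}=Hd^{s_0/2}$ and, for $|M|\le s_0$,
\[
K(M)=\sup_{0<\lambda\le\lambda_{\rm hi}}F_\lambda(M)\ \ge\ F_0(M).
\]
Let $\lambda_j=\lambda_{\rm hi}(1+\xi)^{-j}$ for $0\le j\le I$, with $I$ minimal such that $\lambda_I\le\xi$. For each $j$ run the Poisson estimator with $R=\lceil8N_0/\xi^2\rceil$ and $\lambda=\lambda_j$, obtaining $N_{u,j}$ and $\hat F_j$. Retain $j$ if $\min_uN_{u,j}\ge N_0$, and let $\hat K(M)$ be the maximum of $\hat F_j$ over the retained $j$ (zero if there is none).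

\begin{lemma}\label{lem:E3}
For $W\subseteq M$, $|M|\le s_0$, we have $|\hat K(M)-K(M)|\le13.5\,\xi$ with probability at least $1-12(I+1)e^{-\xi^2N_0/6}$.
\end{lemma}

\begin{proof}
Let $\mu_j=R\sum_yf(\lambda_jp(y))$. If $\mu_j\ge N_0/2$, the conclusion of Lemma \ref{lem:E1} with $\delta=\xi$ fails with probability at most $12e^{-\xi^2N_0/6}$. If $\mu_j<N_0/2$, Bernstein's inequality gives $\Pr(N_{1,j}\ge N_0)\le e^{-3N_0/16}$. Assume that none of these events occurs. Then every retained $j$ has $|\hat F_j-F_{\lambda_j}|\le7.5\,\xi$, so $\hat K\le K+7.5\,\xi$.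

Conversely let $0<\lambda\le\lambda_{\rm hi}$ and $c=c_M\in[d^{-s_0},1]$. We find $j$ with $\lambda_j\sqrt c\ge\xi$ and $|F_\lambda-F_{\lambda_j}|\le6\xi$. If $\lambda\sqrt c\ge2\xi$, then $\lambda\ge2\xi>\lambda_I$, so there is $j$ with $\lambda_j\le\lambda<(1+\xi)\lambda_j$. Then $\lambda_j\sqrt c>2\xi/(1+\xi)\ge\xi$, the ratio $f(\lambda p)/f(\lambda_jp)$ lies in $[1,(1+\xi)^2]$, and \eqref{eq:weights} gives $|F_\lambda-F_{\lambda_j}|\le3\xi$. If $\lambda\sqrt c<2\xi$, let $j$ be minimal with $\lambda_j\sqrt c\le2\xi$. It exists since $\lambda_I\sqrt c\le\xi$, and $j\ge1$ since $\lambda_0\sqrt c\ge H>2\xi$; so $\lambda_j\sqrt c>2\xi/(1+\xi)\ge\xi$. As $p\le\sqrt c$, both $\lambda p$ and $\lambda_jp$ are at most $2\xi$, where $f(t)/(t^2/2)\in[e^{-2\xi},1]$. By \eqref{eq:weights}, $F_\lambda$ and $F_{\lambda_j}$ are within $e^{2\xi}-1\le3\xi$ of $F_0$.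

In both cases $\mu_j\ge R\sum_yf(\xi p(y)/\sqrt c)\ge R\xi^2/4\ge2N_0$, so $N_{u,j}\ge(1-\xi)2N_0\ge N_0$ and $j$ is retained. Hence $\hat K\ge F_\lambda-13.5\,\xi$.
\end{proof}

\subsection{A bounded number of qudits}\label{sec:small}

When $n<n_0$ for a constant $n_0=n_0(\varepsilon)$, to be fixed below, every cut can be tested separately. Choose $L_0$ with $2^{n_0}10^{-L_0}\le0.01$. For each $S$ with $1\le|S|\le h$ and each $l\le L_0$ draw a Haar $V_l$, take $W=M=S$, and compute $\hat F^{\rm gr}(S)$ with $\delta=\tau/20$, $m=\lceil960\,\delta^{-2}\sqrt D\rceil$ and $G=O_\varepsilon(1)$ such that $2^{n_0}L_0e^{-G/4}\le0.02$. Since $c_S\ge1/D$, Lemma \ref{lem:E2} shows that all estimates are within $\tau/4$ of $F_0$ with probability at least $0.98$. Accept if for some $S$ all $L_0$ estimates are at least $1-2\tau$. If $\psi$ is product across $S$, then $F_0(S)=1$ for every $V_l$ by Lemma \ref{lem:product}, and accurate estimates lead to acceptance. If $\psi$ is far, acceptance with accurate estimates forces $F_0(S)\ge1-2.25\tau$ for $L_0$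 independent $V_l$ and some $S$, which has probability at most $0.01$ by \eqref{eq:cert}. The cost is $O_\varepsilon(\sqrt D)$. This proves Theorem \ref{thm:upper} for $n<n_0$.

\subsection{The algorithm for large $n$}\label{sec:alg}

Suppose $\psi$ is product across an unknown $S_\ast$ and $i\in S_\ast$. We grow a set $W$ from $\{i\}$. If $W$ fails its certificate for some $V$, we look in the same data for a smallest $M\supsetneq W$ with a large value and replace $W$ by $M$. The set $S_\ast$ is always a candidate. By Lemma \ref{lem:product}, if $M$ has a large value then so has $M\cap S_\ast$, so with exact values a smallest $M$ lies in $S_\ast$. With estimates this survives if the acceptance level $1-\tau_s$ rises with the size $s$ by more than twice the estimation error at each step, since then a smaller set with the same true value qualifies first. For far states nothing has to be controlled about the path, because acceptance always rests on the certificate \eqref{eq:cert}.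

The issue is cost. Levels for all sizes up to $h$ within a window of width $O(\tau)$ need accuracy $\tau/n$, for $2^n$ sets at once, in up to $n$ rounds, and this multiplies $\sqrt D$ by a large power of $n$. We therefore work in three phases, with $\ell\asymp\log n$ and $s_0=h-\ell$. \emph{Growth} handles sizes up to $s_0$, where the power of $n$ is paid by the factor $d^{-\ell/2}$. \emph{Jump} examines all sets of size in $(s_0,h]$ once, with constant accuracy and failure probability $e^{-\Omega(n)}$. It costs $\sqrt{nD}$, the dominant term, and locates $S_\ast$ up to $O(\ell)$ qudits. \emph{Refinement} resumes the growth among the $n^{O(\ell)}$ remaining candidates, where accuracy $\tau/\ell$ and $O(\ell\log n)$ groups suffice.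

The parameters are
\begin{align*}
&\ell=\lceil24\log_2n\rceil+4,\qquad s_0=h-\ell,\qquad L=\lceil\log_{10}(100n^3)\rceil;\\
&\text{Jump:}\quad\delta_J=\tfrac\tau{100},\quad\theta=\tfrac{960}{\delta_J^2},\quad G=8n,\quad C_T=\tfrac{144}{\delta_J^2},\quad T_J=\sqrt{C_TnD},\quad m=\lceil T_J/G\rceil;\\
&\text{Growth:}\quad H=6\theta G,\quad\xi=\tfrac\tau{60n},\quad N_0=\lceil6\xi^{-2}n^2\ln(2d)\rceil,\quad\tau^{\rm G}_s=3\tau-\tfrac{\tau s}n;\\
&\text{Refinement:}\quad\delta=\tfrac\tau{20\ell},\quad m_R=\lceil960\,\delta^{-2}\sqrt D\rceil,\quad G_R=\lceil16\,\ell\ln(n+1)\rceil,\quad\tau^{\rm R}_s=2\tau-\tfrac\tau\ell(s-s_0).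
\end{align*}
Note that $\tau^{\rm G}_s\in[2.5\tau,3\tau)$ for $1\le s\le h$ and $\tau^{\rm R}_s\in[\tau,2\tau)$ for $s_0<s\le h$. We take $n\ge n_0(\varepsilon)$, where $n_0$ is so large that $s_0\ge n/4$, $ns_0+20\ell\le n^2$, and the inequalities stated below ``for $n\ge n_0$'' hold; none of them depends on $d$.

\medskip\noindent\textbf{Growth}, for every $i\in[n]$. Start with $W=\{i\}$. In a round, draw Haar $V_1,\dots,V_L$, each with fresh data, and compute $\hat K_{V_l}(M)$ for all $M\supseteq W$ with $|M|\le s_0$. If $\hat K_{V_l}(W)\ge1-\tau^{\rm G}_{|W|}$ for all $l$, \emph{accept}. Otherwise let $V$ be the first $V_l$ that violates this. If some $M\supsetneq W$ with $|M|\le s_0$ has $\hat K_V(M)\ge1-\tau^{\rm G}_{|M|}$, replace $W$ by such an $M$ of smallest size and start a new round. If not, store $(W_i,V_i)=(W,V)$ and go to the next $i$.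

\medskip\noindent Then, for $20$ independent uniformly random $i\in[n]$, put $(W,V)=(W_i,V_i)$ and run the following two phases.

\medskip\noindent\textbf{Jump.} Take fresh data for $(W,V)$, for the Poisson estimator with $(R,\lambda)=(1,T_J)$ and for the group estimator with $(G,m)$. Call a set $M\supsetneq W$ with $s_0<|M|\le h$ \emph{nonflat} if the median of $C_1$ over the groups is at least $4\theta^2$, and \emph{flat} otherwise. Let $\hat F(M)$ be the group estimate if $M$ is nonflat and the Poisson estimate if $M$ is flat. Let $U$ be any such $M$ with $\hat F(M)\ge1-2\tau$; if there is none, go to the next $i$.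

\medskip\noindent\textbf{Refinement.} For the current $W$ let $\mathcal F_W=\{M\supsetneq W:\ s_0<|M|\le h,\ |M\setminus U|\le\ell\}$. All data are fresh data for the group estimator with $(G_R,m_R)$. In the first round use the stored $(W,V)$. In later rounds draw Haar $V_1,\dots,V_L$, each with its data; \emph{accept} if $\hat F^{\rm gr}_{V_l}(W)\ge1-\tau^{\rm R}_{|W|}$ for all $l$, and otherwise let $V$ be the first $V_l$ that violates this. In every round, replace $W$ by a smallest $M\in\mathcal F_W$ with $\hat F^{\rm gr}_V(M)\ge1-\tau^{\rm R}_{|M|}$ and start a new round; if there is none, go to the next $i$.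

\medskip\noindent If nothing was accepted, \emph{reject}.

\medskip
The distinction between flat and nonflat sets has the following purpose. With $T_J$ copies split into $8n$ groups, a group sees collisions only if $c_M$ is well above $1/D$; these are the nonflat sets. For the others we must use the Poisson estimator, whose target $F_{T_J}(M)$ passes to $F_{\lambda'}(P)$, and flatness guarantees that $\lambda'$ lies in the range $(0,\lambda_{\rm hi}]$ that Growth has examined. The Jump is run for $20$ values of $i$ only, because $n$ runs would be too expensive.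

\subsection{Accuracy of the estimates}\label{sec:acc}

\begin{lemma}\label{lem:acc}
For every state $\psi$, with probability at least $0.98$ all of the following hold.
\begin{itemize}
\item[(G)] In Growth, $|\hat K_{V_l}(M)-K_{V_l}(M)|\le\delta_G:=\frac\tau{4n}$ for all rounds, $l$ and $M$.
\item[(J)] In each Jump, nonflat $M$ have $|\hat F(M)-F_0(M)|\le5\delta_J$, and flat $M$ have $T_J\sqrt{c_M}\le H$ and $|\hat F(M)-F_{T_J}(M)|\le7.5\,\delta_J$.
\item[(R)] In Refinement, $|\hat F^{\rm gr}(M)-F_0(M)|\le\delta_R:=\frac\tau{4\ell}$ for all rounds, all $V$ used and all $M\in\mathcal F_W\cup\{W\}$.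
\end{itemize}
\end{lemma}

\begin{proof}
Each data set is fresh, hence independent of the $W$, $V$ and $U$ for which it is used. So the lemmas of Section \ref{sec:est} apply conditionally on the past, and we take union bounds. We show that each item fails with probability at most $0.005$.

(G) The size of $W$ increases in each round, so there are at most $n^2L$ draws, with at most $2^n$ sets each. We have $13.5\,\xi\le\delta_G$ and $e^{-\xi^2N_0/6}\le(2d)^{-n^2}$. Since $\ln(1+\xi)\ge\xi/2$, $I\le1+2\xi^{-1}\ln(\lambda_{\rm hi}/\xi)=O_\varepsilon(n^2\ln(2d))$. By Lemma \ref{lem:E3} the failure probability is $O_\varepsilon(n^4L\,2^n\ln(2d)\,(2d)^{-n^2})\le0.005$ for $n\ge n_0$.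

(J) Fix $M$ and put $c=c_M\ge1/D$. There are four statements, each valid in a range of $m\sqrt c$.
\begin{itemize}
\item[(i)] If $m\sqrt c\le\theta$, then $\mathbb EC_1\le\theta^2/2$ and $\Pr(C_1\ge4\theta^2)\le\frac18$, so $M$ is flat with probability at least $1-e^{-G/4}$.
\item[(ii)] If $m\sqrt c>\theta$, then $|\hat F^{\rm gr}-F_0|\le5\delta_J$ with probability at least $1-e^{-G/4}$, by Lemma \ref{lem:E2}.
\item[(iii)] If $m\sqrt c\ge6\theta$, then $\mathbb EC_1\ge9\theta^2$, and Chebyshev's inequality gives $\Pr(C_1<4\theta^2)\le\frac{20}{6\theta}\cdot\frac{81}{25}\le\frac18$, so $M$ is nonflat with probability at least $1-e^{-G/4}$.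
\item[(iv)] If $m\sqrt c<6\theta$, then $T_J\sqrt c\le mG\sqrt c<H$, so $T_Jp(y)\le H$ for all $y$. Let $\mu=\sum_yf(T_Jp(y))$. If the labels with $T_Jp\le1$ carry mass at least $\frac12$, then $\mu\ge\frac{T_J^2}4\cdot\frac{(1/2)^2}D=C_Tn/16$ by Cauchy--Schwarz over at most $D$ labels. Otherwise at least $T_J/(2H)$ labels have $T_Jp>1$, each with $f\ge\frac14$, so $\mu\ge T_J/(8H)\ge C_Tn/16$ for $n\ge n_0$, because $H=O_\varepsilon(n)$ and $D\ge2^{\lfloor n/2\rfloor}$. By Lemma \ref{lem:E1} the Poisson estimate is within $7.5\,\delta_J$ of $F_{T_J}$ with probability at least $1-12e^{-\delta_J^2C_Tn/48}=1-12e^{-3n}$.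
\end{itemize}
On these events a nonflat set has $m\sqrt c>\theta$ by (i), so (ii) applies, and a flat set has $m\sqrt c<6\theta$ by (iii), so (iv) applies. As $e^{-G/4}=e^{-2n}$, the total failure probability is at most $20\cdot2^n(3e^{-2n}+12e^{-3n})\le0.005$ for $n\ge n_0$.

(R) After the first round the sizes of $W$ increase strictly in $(s_0,h]$, so there are at most $\ell+1$ rounds. A set $M\in\mathcal F_W$ is determined by $M\setminus U$, of size at most $\ell$, and $U\setminus M$, of size $|U|-|M|+|M\setminus U|\le2\ell$; so $|\mathcal F_W|\le(n+1)^{3\ell}$. Always $m_R\sqrt{c_M}\ge960/\delta^2$, and $5\delta=\delta_R$. By Lemma \ref{lem:E2} the failure probability is at most $20(\ell+1)L\big((n+1)^{3\ell}+1\big)(n+1)^{-4\ell}\le0.005$ for $n\ge n_0$.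
\end{proof}

\subsection{Far states are rejected}\label{sec:sound}

Let $\psi$ be $\varepsilon$-far. Acceptance occurs at a set $W$ with $1\le|W|\le h$, after $L$ independent Haar matrices $V_l$ were drawn with $W$ already fixed. With accurate estimates it implies, for all $l$, that $K_{V_l}(W)\ge1-3\tau-\delta_G$ in Growth, or $F_0(W)\ge1-2\tau-\delta_R$ in Refinement; in both cases $\sup_{\lambda\ge0}F_\lambda(W)>1-4\tau$. By \eqref{eq:cert} this has conditional probability at most $10^{-L}$ in each round, and at most $ns_0+20\ell\le n^2$ rounds contain an acceptance test. So $\psi$ is accepted with probability at most $0.02+n^210^{-L}\le0.04$.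

\subsection{Product states are accepted}\label{sec:complete}

Let $\psi$ be product across $S_\ast$ with $1\le|S_\ast|\le h$, let $i\in S_\ast$, and assume the event of Lemma \ref{lem:acc}. We follow the run started at $i$ and show that $W\subseteq S_\ast$ throughout and that the run ends in acceptance, unless the algorithm accepts earlier.

\emph{Growth stays in $S_\ast$.} Suppose $W\subseteq S_\ast$ and the chosen $M$ is not contained in $S_\ast$. Let $P=M\cap S_\ast$, so $W\subseteq P\subsetneq M$. Since $r(x)\le1$, Lemma \ref{lem:product} gives $K_V(P)\ge K_V(M)\ge1-\tau^{\rm G}_{|M|}-\delta_G$. On the other hand $\hat K_V(P)<1-\tau^{\rm G}_{|P|}$, by the choice of $V$ if $P=W$ and by the minimality of $M$ otherwise, so $K_V(P)<1-\tau^{\rm G}_{|P|}+\delta_G$. This contradicts $\tau^{\rm G}_{|P|}-\tau^{\rm G}_{|M|}\ge\tau/n>2\delta_G$.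

\emph{The case $|S_\ast|\le s_0$.} For every $V$, $K_V(S_\ast)=1$ and $\hat K_V(S_\ast)\ge1-\delta_G\ge1-\tau^{\rm G}_{|S_\ast|}$. So while $W\ne S_\ast$ a qualifying set exists and $W$ grows; when $W=S_\ast$ the algorithm accepts. Since Growth runs over all $i$, the state is accepted.

\emph{The case $|S_\ast|>s_0$: Jump.} Let Growth stop with $(W,V)$, $W\subseteq S_\ast$, $|W|\le s_0$. Neither $W$ nor any larger set of size at most $s_0$ reached its level, so
\begin{equation}\label{eq:star}
K_V(P)<1-2.5\tau+\delta_G\le1-2.25\tau\qquad\text{for all }P\supseteq W,\ |P|\le s_0 .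
\end{equation}
Suppose $i$ is among the $20$ random indices. The set $S_\ast$ qualifies in the Jump, since $F_\lambda(S_\ast)=1$ for all $\lambda\ge0$ and the estimate is at least $1-0.075\tau$. So some $U$ is chosen. Let $P=U\cap S_\ast\supseteq W$, $E=U\setminus S_\ast$, and suppose $|P|\le s_0$. If $U$ is nonflat, then $K_V(P)\ge F_0(P)=F_0(U)\ge1-2.1\tau$. If $U$ is flat, Lemma \ref{lem:product} gives $\lambda'=T_Jr(x)>0$ with $F_{\lambda'}(P)\ge F_{T_J}(U)\ge1-2.1\tau$, and
\[
\lambda'\sqrt{c_P}\le T_J\sqrt{c_E}\sqrt{c_P}=T_J\sqrt{c_U}\le H .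
\]
As $c_P\ge d^{-s_0}$, this yields $\lambda'\le\lambda_{\rm hi}$ and again $K_V(P)\ge1-2.1\tau$. Both cases contradict \eqref{eq:star}. Hence $|U\cap S_\ast|>s_0$, and $|S_\ast\setminus U|\le h-s_0-1<\ell$.

\emph{Refinement.} As long as $W\subsetneq S_\ast$, the set $S_\ast$ belongs to $\mathcal F_W$ and qualifies, since $\hat F^{\rm gr}(S_\ast)\ge1-\delta_R\ge1-\tau\ge1-\tau^{\rm R}_{|S_\ast|}$. Suppose the chosen $M$ is not contained in $S_\ast$, and let $P=M\cap S_\ast$. Then $W\subseteq P\subsetneq M$ and
\[
F_0(P)=F_0(M)\ge1-\tau^{\rm R}_{|M|}-\delta_R\ge1-2.25\tau .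
\]
If $|P|\le s_0$, then $|W|\le s_0$, so this is the first round with the stored $V$, and $K_V(P)\ge F_0(P)$ contradicts \eqref{eq:star}. If $|P|>s_0$, then $\hat F^{\rm gr}(P)<1-\tau^{\rm R}_{|P|}$: for $P=W$ (a later round) by the choice of $V$, and for $P\supsetneq W$ because $P\setminus U\subseteq M\setminus U$ puts $P$ in $\mathcal F_W$ and $M$ was smallest. So $F_0(P)<1-\tau^{\rm R}_{|P|}+\delta_R$, contradicting $\tau^{\rm R}_{|P|}-\tau^{\rm R}_{|M|}\ge\tau/\ell>2\delta_R$. Thus $W$ grows strictly inside $S_\ast$. It reaches $S_\ast$ in a round after the first, since $|W|\le s_0$ in the first; there every $V_l$ gives $F_0(W)=1$, and the algorithm accepts.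

If $|S_\ast|>s_0\ge n/4$, one of the $20$ indices lies in $S_\ast$ with probability at least $1-(3/4)^{20}>0.99$. So a state in $\mathrm{BP}$ is accepted with probability at least $0.96$.

\subsection{Number of copies and end of the proof}\label{sec:cost}

\emph{Growth.} One draw of $V$ uses on average $3R\sum_j\lambda_j\le3R\lambda_{\rm hi}(1+1/\xi)$ copies. Here $R=O_\varepsilon(n^6\ln(2d))$ and $H,1/\xi=O_\varepsilon(n)$, so this is $O_\varepsilon(n^8\ln(2d))\,d^{s_0/2}$. There are at most $n^2L$ draws, so the expected total is $O_\varepsilon(n^{11}\ln(2d)\,d^{-\ell/2})\sqrt D$. This is $O_\varepsilon(\sqrt D)$, because $d^{\ell/2}\ge d^{12\log_2n}d^2=n^{12\log_2d}d^2\ge n^{12}\ln(2d)$.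

\emph{Jump.} The expected total is at most $20\cdot3(T_J+Gm)\le60(2T_J+8n)=O_\varepsilon(\sqrt{nD})$.

\emph{Refinement.} The total is at most $20(\ell+1)L\cdot3G_Rm_R=O_\varepsilon(\sqrt D\log^6n)=O_\varepsilon(\sqrt{nD})$.

So for every state the expected number of copies is at most a bound $T_0=O_\varepsilon(\sqrt n\,d^{h/2})$. Stop the algorithm when it has used $20T_0$ copies. By Markov's inequality this adds at most $0.05$ to the error probability, which leaves success probability at least $0.96-0.05\ge0.9$ in both cases, with a deterministic bound on the number of copies. Together with Section \ref{sec:small} this proves Theorem \ref{thm:upper}. \qed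

\begin{thebibliography}{1}

\bibitem{BCSSL}
Jacob Beckey, Luke Coffman, Ariel Shlosberg, Louis Schatzki, Felix Leditzky,
\emph{Product testing with single-copy measurements},
arXiv:2510.07820 (2025).

\end{thebibliography}
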